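# Complete wetting near criticality in the semi-infinite Ising model: the bound $K_w\le J\,m^*$

## 1. The upper bound on the wetting threshold

**Theorem 1.** Consider the Ising model on the half-lattice $\mathbb L=\{i\in\mathbb Z^3:i_3\ge1\}$ with nearest-neighbor coupling $J>0$ and wall interaction $K\ge0$. Let $m^*(\beta)$ be the spontaneous magnetization of the bulk three-dimensional model with coupling $J$, let $\beta_c$ be its critical inverse temperature, and let $K_w(\beta)$ be the smallest $K\ge 0$ for which there is complete wetting, that is, $\Delta\tau(\beta,K)=\tau^{+-}(\beta)$. Then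
$$K_w(\beta)\le J\,m^*(\beta)\qquad\text{for all }\beta>\beta_c. \tag{1}$$
Consequently $K_w(\beta)\to0$ as $\beta\downarrow\beta_c$, and for every $K\in(0,J)$ there is $\beta_0(K)>\beta_c$ with $\Delta\tau(\beta,K)=\tau^{+-}(\beta)$ for all $\beta\in(\beta_c,\beta_0(K))$.

The physical situation is as follows. Below the critical temperature the bulk has two phases, $+$ and $-$. The substrate occupying the plane $i_3=0$ prefers $+$ spins, with strength $K$. Put the $-$ phase in the container. If the substrate is attractive enough for $+$, a film of $+$ phase intrudes between the wall and the $-$ phase, and the cost of having the wall next to the $-$ phase becomes the cost of the wall next to the $+$ phase plus the cost of one free $(+,-)$ interface. This is complete wetting. Otherwise wetting is partial.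

If $K\ge J$, wetting is always complete. If $K<J$ and the temperature is low, wetting is partial. The question, from S. Miracle-Sole, "Statistical mechanics of interfaces", arXiv:1206.4230 (2012), is what happens for a fixed $K$ with $0<K<J$ at higher temperatures, still below the critical one: is there complete wetting somewhere? Theorem 1 answers yes, for every such $K$, and says where: whenever $Jm^*(\beta)\le K$. Since $m^*(\beta)\to0$ at criticality, this always happens close to $\beta_c$.

## 2. Wall free energies, surface tension, and the facts taken as known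

**Definition (model).** Let $\Lambda\subset\mathbb L$ be a finite box adjacent to the wall, and fix $\sigma(j)=\pm1$ (one sign for all $j$) on $\mathbb L\setminus\Lambda$. Put
$$H^{{\rm w}\pm}_\Lambda(\sigma)=-J\sum_{\langle i,j\rangle}\sigma(i)\sigma(j)-K\sum_{i\in\Lambda,\ i_3=1}\sigma(i),$$
where the first sum is over unordered nearest-neighbor pairs in $\mathbb L$ with at least one site in $\Lambda$. Let $Z_\Lambda^{{\rm w}\pm}$ be the partition functions at inverse temperature $\beta$, and $\mu^{{\rm w}\pm}$ the limits of the Gibbs measures as $\Lambda\to\mathbb L$. We write $\mu^{{\rm w}+}_{K'}$ when the wall interaction is $K'$.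

**Definition (wall free energy difference).**
$$\Delta\tau(\beta,K)=\tau^{{\rm w}-}-\tau^{{\rm w}+}=\lim_{\Lambda\to\mathbb L}\frac{-1}{\beta|\Lambda\cap\{i_3=1\}|}\ln\frac{Z^{{\rm w}-}_\Lambda}{Z^{{\rm w}+}_\Lambda}.$$

Limits are taken along boxes $\{-L..L\}^2\times\{1..M\}$ with $L,M\to\infty$. The surface tension $\tau^{+-}(\beta)$ is that of the bulk $(+,-)$ interface orthogonal to the $i_3$-axis.

**Definition (magnetizations).** Let $B_R=\{-R,\dots,R\}^3$, and let $\langle\cdot\rangle^+_{B_R}$ be the bulk Ising measure with $+$ boundary condition. Then $m^*(\beta)=\lim_R\langle\sigma(0)\rangle^+_{B_R}=\inf_R\langle\sigma(0)\rangle^+_{B_R}$. For the half-space, let $m_N(\beta,K')=\mu^{{\rm w}+}_{K'}(\sigma(i))$ for $i_3=N$.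

For example, $B_0$ is one site with six $+$ neighbors, so $\langle\sigma(0)\rangle^+_{B_0}=\tanh 6\beta J$ and $m^*(\beta)\le\tanh6\beta J<1$.

We work at $\beta>\beta_c$ and with nonnegative wall interactions, and take the following as known.

1. **(F1)** Always $\Delta\tau\le\tau^{+-}$. Partial wetting means $\Delta\tau<\tau^{+-}$, complete wetting means $\Delta\tau=\tau^{+-}$.
2. **(F2)** On $K\ge0$ the function $K\mapsto\Delta\tau(\beta,K)$ is increasing (nondecreasing) and concave, hence continuous, and $\Delta\tau=\tau^{+-}$ if $K\ge J$. One sets $K_w(\beta)=\min\{K\ge0:\Delta\tau(\beta,K)=\tau^{+-}(\beta)\}$.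
3. **(F3)** Complete wetting, i.e. $K\ge K_w(\beta)$, is equivalent to $\mu^{{\rm w}+}=\mu^{{\rm w}-}$, i.e. to uniqueness of the Gibbs state of the semi-infinite model.
4. **(F4)** For $K<J$ there is partial wetting whenever $\beta(J-K)\ge c_2$, for a suitable constant $c_2$.

By (F1) and (F2) the set of $K$ with complete wetting is exactly $[K_w(\beta),\infty)$. So to prove complete wetting at $K$ it suffices to show $K\ge K_w(\beta)$.

Two published theorems are also used.

**(DSS)** J. Ding, J. Song, R. Sun, *A new correlation inequality for Ising models with external fields*, Probab. Theory Relat. Fields 186 (2023) 477–492. Let $G=(V,E)$ be a finite graph with ferromagnetic couplings, $B\subset V$ a boundary set, and $h\in\mathbb R^{V\setminus B}$ an external field of *arbitrary signs*. Let $\langle\cdot\rangle_h^\pm$ be the Ising measure with all spins of $B$ equal to $\pm1$. Then for all $v$,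
$$\langle\sigma_v\rangle^+_h-\langle\sigma_v\rangle^-_h\le\langle\sigma_v\rangle^+_0-\langle\sigma_v\rangle^-_0 .\tag{2}$$
In words: the influence of the boundary on a spin is largest when there is no external field. The smallest example is one spin $v$ joined to one boundary vertex with coupling $J$. With $x=\beta h$ and $y=\beta J$ the left side is
$$\tanh(x+y)-\tanh(x-y)=\frac{\sinh 2y}{\cosh(x+y)\cosh(x-y)}=\frac{2\sinh2y}{\cosh2x+\cosh2y},$$
which is largest at $x=0$, where it equals $2\tanh y$.

**(ADCS)** M. Aizenman, H. Duminil-Copin, V. Sidoravicius, Commun. Math. Phys. 334 (2015) 719–742: $m^*(\beta_c)=0$ for the nearest-neighbor Ising model on $\mathbb Z^3$.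

## 3. Correlation inequalities and the random-cluster representation

**GKS.** For an Ising model with nonnegative pair couplings and nonnegative fields, and $\sigma_A=\prod_{v\in A}\sigma_v$, one has $\langle\sigma_A\rangle\ge0$ and $\langle\sigma_A\sigma_B\rangle\ge\langle\sigma_A\rangle\langle\sigma_B\rangle$. Hence $\langle\sigma_A\rangle$ is nondecreasing in every coupling and field.

**FKG for Ising.** With nonnegative pair couplings and arbitrary fields, increasing functions are positively correlated. Hence the mean of an increasing function is nondecreasing in the fields. In particular, with $+$ boundary conditions, $\langle\sigma_v\rangle^+$ decreases when the box grows, because the smaller box is the larger one conditioned to be $+$ outside it.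

**FKG from the lattice condition.** Let $P$ be a strictly positive probability on the subsets of a finite set with $P(A\cup B)P(A\cap B)\ge P(A)P(B)$ for all $A,B$. Then increasing functions of $A$ are positively correlated, so an increasing and a decreasing function are negatively correlated. It suffices to check that $F=\ln P$ satisfies
$$F(C\cup\{x,y\})+F(C)\ge F(C\cup x)+F(C\cup y),\qquad x\ne y\notin C.\tag{3}$$
Indeed (3) says that the increment $F(C\cup x)-F(C)$ does not decrease when one adds one element to $C$, hence when one adds several. List $B\setminus A=\{x_1,\dots,x_k\}$. Then $F(A\cup B)-F(A)$ is the sum of the increments for adding $x_j$ to $A\cup\{x_1,\dots,x_{j-1}\}$, and each is at least the increment for adding $x_j$ to the smaller set $(A\cap B)\cup\{x_1,\dots,x_{j-1}\}$. The latter sum to $F(B)-F(A\cap B)$. A function satisfying (3) is called supermodular. If $F$ is supermodular, so is $A\mapsto F(A^c)$.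

**Edwards–Sokal coupling.** Take a finite graph with a distinguished vertex $\mathfrak g$ (the ghost), couplings $J_e\ge0$, and $\sigma_{\mathfrak g}=+1$. A field $c\ge 0$ on $v$ is a coupling $c$ between $v$ and $\mathfrak g$. Write, for $e=uv$ and $p_e=1-e^{-2\beta J_e}$,
$$e^{\beta J_e\sigma_u\sigma_v}=e^{\beta J_e}\big[(1-p_e)+p_e1\{\sigma_u=\sigma_v\}\big],$$
and expand the product over edges, declaring $e$ open when the second term is chosen. The open edges $\omega$ then have law proportional to $\prod_ep_e^{\omega_e}(1-p_e)^{1-\omega_e}2^{k(\omega)}$, with $k$ the number of clusters. This is the $q=2$ random-cluster measure. Given $\omega$, the cluster of $\mathfrak g$ has spin $+1$ and every other cluster gets an independent fair sign. The random-cluster measure is positively associated: increasing functions of $\omega$ are positively correlated.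

Example: one spin in a field $b>0$, so one edge to $\mathfrak g$ with $p=1-e^{-2\beta b}$. The open edge has weight $p$ and the closed one $2(1-p)$, up to a common factor. So
$$P(\text{open})=\frac{p}{2-p}=\frac{1-e^{-2\beta b}}{1+e^{-2\beta b}}=\tanh\beta b=\langle\sigma\rangle,$$
illustrating that the magnetization is the probability of being connected to the ghost.

## 4. The functional $\Gamma$ and its elementary cases

Let the wall field vary from site to site. Put $S=\{-L..L\}^2$, $U=S\times\{1..L\}$, and for $h\in\mathbb R^S$, $\eta=\pm1$,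
$$Z^\eta(h)=\sum_{\sigma\in\{\pm1\}^U}\exp\beta\Big[J\sum_{\langle i,j\rangle\subset U}\sigma_i\sigma_j+\eta\sum_{v\in U}b_v\sigma_v+\sum_{s\in S}h_s\sigma_{(s,1)}\Big],\qquad \Gamma(h)=\ln\frac{Z^+(h)}{Z^-(h)}.$$
Here $b_v=J\cdot\#\{\text{neighbors of }v\text{ in }\mathbb L\setminus U\}\ge0$ encodes the boundary condition on the sides and top. Let $\langle\cdot\rangle^\eta_h$ be the corresponding Gibbs measure. Since $Z^\eta(K\mathbf 1)=Z^{{\rm w}\eta}_U$,
$$\Delta\tau(\beta,K)=\lim_{L\to\infty}\frac{\Gamma(K\mathbf 1)}{\beta|S|}. \tag{4}$$

*Oddness.* The flip $\sigma\mapsto-\sigma$ gives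
$$Z^\eta(-h)=Z^{-\eta}(h),\qquad\text{hence}\qquad \Gamma(-h)=-\Gamma(h). \tag{5}$$

*Monotonicity.* Differentiating,
$$\partial_s\Gamma(h)=\beta\big(\langle\sigma_{(s,1)}\rangle^+_h-\langle\sigma_{(s,1)}\rangle^-_h\big)\in[0,2\beta], \tag{6}$$
where nonnegativity is FKG, as the $+$ measure has the larger fields. Summing (6) over $s$, $K\mapsto\Gamma(K\mathbf1)/(\beta|S|)$ is nondecreasing with slope at most $2$, so $\Delta\tau(\beta,\cdot)$ is Lipschitz with constant $2$. This confirms the continuity in (F2), including at $K=0$.

*What the simplest values say.* By (5), $\Gamma(0)=0$, so $\Delta\tau(\beta,0)=0$. By (F2), $\Delta\tau(\beta,J)=\tau^{+-}$. Concavity puts the graph above the chord: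
$$\Delta\tau(\beta,K)\ge\frac KJ\,\tau^{+-}(\beta),\qquad0\le K\le J.$$
This is a lower bound of the right kind, but it reaches $\tau^{+-}$ only at $K=J$. The properties in (F2) cannot do better on their own: the function $\min(K/J,1)\,\tau^{+-}$ has all of them, and for it the threshold would be exactly $J$. We need information tying different values of $K$ to each other.

*One site.* Let $U$ be one site with boundary field $b>0$ and wall field $h$. Then
$$\Gamma(h)=\ln\frac{\cosh\beta(b+h)}{\cosh\beta(b-h)},\qquad\Gamma''(h)=\beta^2\Big[\frac1{\cosh^2\beta(b+h)}-\frac1{\cosh^2\beta(b-h)}\Big].$$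
For $h>0$ we have $|b-h|<b+h$, so $\Gamma''(h)<0$. The function is odd, strictly concave on $[0,\infty)$ and strictly convex on $(-\infty,0]$. This shape is the source of the difficulty in Section 6.

## 5. The comparison inequality, and how it yields Theorem 1

**Theorem 2.** For $\beta>\beta_c$, $K'\ge0$, $N\ge1$:
$$\Delta\tau(\beta,K')\le\Delta\tau\big(\beta,\,J\,m_N(\beta,K')\big).\tag{7}$$

Read it thus. Cut the half-space between heights $N$ and $N+1$. The upper part sees, through the coupling $J$, the spins of layer $N$, and these are a random wall. Inequality (7) says that replacing this random wall by the constant field $J\times$(its mean in the $+$ phase) does not lower $\Delta\tau$. We first see why this suffices.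

**Proof of Theorem 1 from Theorem 2.**

**Step 1: start from the wall $K'=J$.** This step turns (7) into a bound on $K_w$. By (F2), $\Delta\tau(\beta,J)=\tau^{+-}(\beta)$. A wall field $J$ on layer $1$ is the same as $+$ spins on the plane $i_3=0$. A site at height $N$ is the center of a translate of $B_{N-1}$, occupying heights $1,\dots,2N-1$ and hence contained in $\mathbb L$. Conditioning all spins outside this translate to be $+$ (those at height $0$ already are) raises the magnetization, by FKG. So
$$m_N(\beta,J)\le\langle\sigma(0)\rangle^+_{B_{N-1}}.$$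
By (7), the monotonicity of $\Delta\tau$ in $K$, and (F1),
$$\tau^{+-}=\Delta\tau(\beta,J)\le\Delta\tau\big(\beta,Jm_N(\beta,J)\big)\le\Delta\tau\big(\beta,J\langle\sigma(0)\rangle^+_{B_{N-1}}\big)\le\tau^{+-}.$$
All are equalities, so $K_w(\beta)\le J\langle\sigma(0)\rangle^+_{B_{N-1}}$. For $N=1$ this already says $K_w(\beta)\le J\tanh6\beta J<J$. Letting $N\to\infty$ gives $K_w(\beta)\le Jm^*(\beta)$.

**Step 2: let $\beta\downarrow\beta_c$.** This step shows $m^*(\beta)\to0$. For each $R$, $\langle\sigma(0)\rangle^+_{B_R}$ is a finite-volume quantity, continuous in $\beta$, and it dominates $m^*(\beta)$. So $\limsup_{\beta\downarrow\beta_c}m^*(\beta)\le\langle\sigma(0)\rangle^+_{B_R,\beta_c}$ for every $R$. Taking the infimum over $R$ and using (ADCS),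
$$\limsup_{\beta\downarrow\beta_c}m^*(\beta)\le m^*(\beta_c)=0 .$$
Hence $K_w(\beta)\to0$. Given $K\in(0,J)$, there is $\beta_0(K)>\beta_c$ with $Jm^*(\beta)\le K$ on $(\beta_c,\beta_0(K))$, and there $K\ge K_w(\beta)$, which is complete wetting. $\square$

Together with (F4), every substrate with $0<K<J$ undergoes a wetting transition: wetting is complete near $\beta_c$ and partial for $\beta\ge c_2/(J-K)$. In the language of (F3), for $\beta\in(\beta_c,\beta_0(K))$ the semi-infinite model has a unique Gibbs state. It remains to prove Theorem 2.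

## 6. Inserting $N$ layers, and where plain Jensen fails

Fix $N\ge1$ and $K'\ge0$. Shift heights so that the inserted layers lie below $U$: let $D=S\times\{1-N,\dots,0\}$. System $X^\eta$ lives on $U\cup D$ with all nearest-neighbor couplings $J$, a wall field $K'$ on layer $1-N$, boundary condition $\eta$ outside $U$ (sides and top), and boundary condition $+$ on the sides of $D$ *for both values of $\eta$*. Let $\rho=(\rho_s)_{s\in S}$ be the spins of layer $0$. They act on layer $1$ as a wall field $J\rho$, so
$$Z^\eta_X=\sum_{\sigma_D}e^{-\beta H_D(\sigma_D)}Z^\eta(J\rho),\qquad H_D\text{ independent of }\eta. \tag{8}$$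

**Step A (the exponential Jensen inequality).** This step bounds $\Delta\tau(\beta,K')$ by an average of $\Gamma$ over the random wall. Multiplying and dividing by $Z^+(J\rho)$ in (8), with $\langle\cdot\rangle_{X^+}$ the Gibbs measure of $X^+$,
$$\frac{Z_X^-}{Z_X^+}=\Big\langle\frac{Z^-(J\rho)}{Z^+(J\rho)}\Big\rangle_{X^+}=\big\langle e^{-\Gamma(J\rho)}\big\rangle_{X^+}\ge e^{-\langle\Gamma(J\rho)\rangle_{X^+}}. \tag{9}$$
Now compare with the wall of interaction $K'$. After a vertical translation by $N$, $U\cup D$ is the box $\Lambda'=S\times\{1,\dots,L+N\}$ adjacent to that wall, and $Z_X^+=Z^{{\rm w}+}_{\Lambda'}$. The system $X^-$ differs from the $-$ system on $\Lambda'$ only in the boundary spins on the sides of $D$. These enter through $4N(2L+1)$ bonds, and each changes the energy by at most $2J$. Therefore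
$$\big|\ln Z_X^--\ln Z^{{\rm w}-}_{\Lambda'}\big|\le8\beta JN(2L+1).$$
Divided by $\beta|S|=\beta(2L+1)^2$ this tends to $0$, so
$$\lim_{L\to\infty}\frac{-1}{\beta|S|}\ln\frac{Z_X^-}{Z_X^+}=\Delta\tau(\beta,K'). \tag{10}$$

By (9) and (10), Theorem 2 is within reach if we can prove
$$\langle\Gamma(J\rho)\rangle_{X^+}\le\Gamma(Jm),\qquad m_s=\langle\rho_s\rangle_{X^+}. \tag{11}$$

The first thing to try is Jensen again, using concavity of $\Gamma$. It fails at once: $\rho_s$ takes the value $-1$, and $\Gamma$ is odd, so where it is concave on one side it is convex on the other. One cannot even hope that (11) holds for general $\{\pm1\}$-valued walls. Here is a toy check. Attach three wall spins $\rho_1,\rho_2,\rho_3$, with coupling $J$, to one site having boundary field $b>0$. The corresponding functional is $\varphi(\rho_1+\rho_2+\rho_3)$ with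
$$\varphi(x)=\ln\frac{\cosh\beta(b+Jx)}{\cosh\beta(b-Jx)},$$
odd and strictly concave on $[0,\infty)$ by Section 4. Let $\rho$ equal $(-1,-1,-1)$ with probability $\frac14$, and each of the three arrangements of two $+1$ and one $-1$ with probability $\frac14$. Each $\rho_s$ has mean $\frac14(-1+1+1-1)=0$. But
$$E\,\varphi(\rho_1+\rho_2+\rho_3)=\tfrac14\big(3\varphi(1)-\varphi(3)\big)>0=\varphi(0),$$
since strict concavity and $\varphi(0)=0$ give $\varphi(3)<3\varphi(1)$. So the analog of (11) is false for this law.

Hence (11) must use the law of $\rho$. What the counterexample lacks is symmetry. If $\rho$ and $-\rho$ had the same law, oddness would give $E\,\Gamma(J\rho)=0=\Gamma(0)$. In $X^+$ the law of $\rho$ is not symmetric, but the Edwards–Sokal coupling splits it: given $\omega$, some coordinates are frozen at $+1$ and the others have a law that is symmetric under a joint flip. Accordingly we prove (11) in two moves,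
$$E\,\Gamma(J\rho)\le E\,\Gamma(Ja)\le\Gamma(Jm),\qquad a_s=1\{(s,0)\leftrightarrow\mathfrak g\}.$$
In the second move all fields are nonnegative, and the tool is an inequality on second derivatives of $\Gamma$ (Lemma 1). In the first move the frozen field $Ja$ is perturbed by a symmetric $\pm J\kappa$. The fields $Ja\pm J\kappa$ leave the positive orthant, so Lemma 1 says nothing there, and the tool is (DSS) (Lemma 2).

## 7. Second derivatives of $\Gamma$ on the positive orthant

**Lemma 1.** $\partial_s\partial_{s'}\Gamma(h)\le0$ for all $s,s'\in S$ and $h\in[0,\infty)^S$.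

This is Lebowitz' inequality. Here is a proof.

**Step 1: reformulate.** This step expresses the claim through truncated correlations. Let $f=f^+$ and $f'=f^-$ be the total fields in $U$: $h$ on layer $1$, plus $\pm b$. Since $h,b\ge0$, both $f+f'$ and $f-f'$ are nonnegative: the first is $2h$ on layer $1$ and $0$ elsewhere, the second is $2b$. Differentiating (6), with $x=(s,1)$ and $y=(s',1)$,
$$\partial_s\partial_{s'}\Gamma=\beta^2\big(\langle\sigma_x;\sigma_y\rangle_f-\langle\sigma_x;\sigma_y\rangle_{f'}\big),\qquad\langle\sigma_x;\sigma_y\rangle=\langle\sigma_x\sigma_y\rangle-\langle\sigma_x\rangle\langle\sigma_y\rangle .$$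
With $m_v=\langle\sigma_v\rangle_f$ and $m'_v=\langle\sigma_v\rangle_{f'}$ (in this section only), we must show
$$\langle\sigma_x\sigma_y\rangle_f-\langle\sigma_x\sigma_y\rangle_{f'}\le m_xm_y-m_x'm_y'. \tag{12}$$

**Step 2: duplicate.** This step decouples the two measures by recording where they agree. Take $\sigma\sim f$ and $\sigma'\sim f'$ independent, and set $A=\{v:\sigma_v=\sigma'_v\}$, $\hat\tau_v=\sigma_v1_{v\in A}$, $\hat\eta_v=\sigma_v1_{v\notin A}$. Then $\sigma=\hat\tau+\hat\eta$ and $\sigma'=\hat\tau-\hat\eta$. For an edge $uv$: if both ends are in $A$, or both in $A^c$, then $\sigma_u\sigma_v+\sigma_u'\sigma_v'=2\sigma_u\sigma_v$; if exactly one is in $A$, then $\sigma'_u\sigma'_v=-\sigma_u\sigma_v$ and the sum is $0$. The fields contribute $(f_v+f'_v)\sigma_v$ on $A$ and $(f_v-f'_v)\sigma_v$ on $A^c$. So the joint weight factors over $A$ and $A^c$, and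
$$P(A)\propto Z_A(f+f')\,Z_{A^c}(f-f'),\qquad Z_A(u)=\sum_{\tau\in\{\pm1\}^A}\exp\beta\Big[2J\sum_{\langle i,j\rangle\subset A}\tau_i\tau_j+\sum_{v\in A}u_v\tau_v\Big].$$
Given $A$, $\hat\tau$ and $\hat\eta$ are independent ferromagnetic Ising systems on $A$ and $A^c$, with coupling $2J$ and nonnegative fields $f+f'$ and $f-f'$.

**Step 3: the law of $A$ satisfies FKG.** This step shows that $A\mapsto\ln Z_A(u)$ is supermodular for $u\ge0$. Let $x\ne y\notin A$ (here any two sites). Write
$$A_x=\beta\Big(u_x+2J\sum_{w\in A,\,w\sim x}\tau_w\Big),$$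
similarly $A_y$, and let $c\ge0$ be $\beta$ times the mutual coupling of $x$ and $y$. Summing over the two new spins,
$$\begin{aligned}\sum_{\tau_x,\tau_y=\pm1}e^{A_x\tau_x+A_y\tau_y+c\tau_x\tau_y}&=2e^c\cosh(A_x+A_y)+2e^{-c}\cosh(A_x-A_y)\\&=4\cosh A_x\cosh A_y\cosh c+4\sinh A_x\sinh A_y\sinh c.\end{aligned}$$
Average this over the system on $A$. Since $A_x,A_y$ are combinations of spins with nonnegative coefficients plus nonnegative constants, $\sinh A_x\sinh A_y$, $\cosh A_x$ and $\cosh A_y$ expand into spin products with nonnegative coefficients. So the first GKS inequality gives $\langle\sinh A_x\sinh A_y\rangle_A\ge0$, and the second gives $\langle\cosh A_x\cosh A_y\rangle_A\ge\langle\cosh A_x\rangle_A\langle\cosh A_y\rangle_A$. As $\cosh c\ge1$ and $\sinh c\ge 0$,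
$$\frac{Z_{A\cup\{x,y\}}}{Z_A}\ge4\langle\cosh A_x\rangle_A\langle\cosh A_y\rangle_A=\frac{Z_{A\cup x}Z_{A\cup y}}{Z_A^2}.$$
This is (3) for $\ln Z_A(u)$. Apply it with $u=f+f'$, and with $u=f-f'$ composed with complementation. So $\ln P$ is supermodular, and $P$ is strictly positive and satisfies the FKG lattice condition.

**Step 4: monotonicity in $A$ and conclusion.** This step applies FKG. The function $E[\hat\tau_x|A]$ is $0$ if $x\notin A$, and is the magnetization at $x$ of the system on $A$ if $x\in A$, which is nonnegative by GKS. Adding a site to $A$ amounts to switching on the couplings of that site, so by GKS $E[\hat\tau_x|A]$ is nondecreasing in $A$. In the same way $E[\hat\eta_y|A]$ is nondecreasing in $A^c$, hence nonincreasing in $A$. By conditional independence and FKG,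
$$E\,\hat\tau_x\hat\eta_y=E\big[E[\hat\tau_x|A]\,E[\hat\eta_y|A]\big]\le E\hat\tau_x\,E\hat\eta_y .$$
(If $x=y$ the left side is $0$ and the right side is nonnegative, consistently.) Finally $\sigma_x\sigma_y-\sigma'_x\sigma'_y=2(\hat\tau_x\hat\eta_y+\hat\eta_x\hat\tau_y)$, $E\hat\tau_v=(m_v+m'_v)/2$ and $E\hat\eta_v=(m_v-m'_v)/2$, so
$$\langle\sigma_x\sigma_y\rangle_f-\langle\sigma_x\sigma_y\rangle_{f'}\le\tfrac12\big[(m_x+m'_x)(m_y-m'_y)+(m_x-m'_x)(m_y+m_y')\big]=m_xm_y-m'_xm'_y,$$
which is (12). $\square$

Lemma 1 says that each $\partial_s\Gamma$ is nonincreasing in every field on $[0,\infty)^S$. A symmetric matrix with nonpositive entries need not be negative semidefinite: $\begin{pmatrix}0&-1\\-1&0\end{pmatrix}$ has eigenvalue $+1$. So Lemma 1 alone does not license Jensen, even on the orthant; in Step B below it is combined with positive association.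

## 8. Symmetric perturbations as a boundary influence

**Lemma 2.** Let $a\in\{0,1\}^S$, $h=Ja$, and let $\kappa\in\mathbb R^S$ be arbitrary. Then $\Gamma(h+\kappa)+\Gamma(h-\kappa)\le2\Gamma(h)$.

For $a=0$ this is an equality, by oddness. In the star toy model of Section 6 with two wall spins, $a=(1,0)$ and $\kappa=(0,J)$, the analog reads $\varphi(2)+\varphi(0)\le2\varphi(1)$, which is concavity. In general $\kappa$ has coordinates of both signs and $h\pm\kappa$ leave the orthant. The way through is to realize the frozen field $Ja$ as the action of *one extra spin*. The left side then becomes the effective coupling between that spin and the boundary, and (DSS) bounds it.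

*Proof.* **Step 1: the auxiliary graph.** This step sets up the system to which (DSS) applies. Let $B$ be the set of sites of $\mathbb L\setminus U$ adjacent to $U$. Take the vertex set $U\cup B\cup\{x^*\}$ with the lattice edges inside $U$ and between $U$ and $B$, and join the new vertex $x^*$ to each $(s,1)$ with $a_s=1$. All couplings equal $J$. Put field $\kappa_s$ on $(s,1)$ and a field $\zeta$ on $x^*$, to be chosen. The boundary set is $B$.

**Step 2: the cross ratio.** This step identifies the effective coupling. Let $W(\epsilon,\epsilon')$ be the sum over $\sigma_U$ of the weights with $\sigma_{x^*}=\epsilon$ and $\sigma_B\equiv \epsilon'$, without the $\zeta$ term. The spin $x^*$ adds the field $\epsilon Ja_s=\epsilon h_s$ to $(s,1)$, and $\sigma_B\equiv\epsilon'$ produces the field $\epsilon'b_v$. So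
$$W(\epsilon,\epsilon')=Z^{\epsilon'}(\kappa+\epsilon h).$$
A positive function of two signs can be written as $W(\epsilon,\epsilon')=\exp(c+\alpha \epsilon+\gamma \epsilon'+\theta \epsilon\epsilon')$, with constants depending on $\kappa$. By (5), $Z^-(\kappa-h)=Z^+(h-\kappa)$ and $Z^+(\kappa-h)=Z^-(h-\kappa)$. Hence
$$4\theta(\kappa)=\ln\frac{W(+,+)W(-,-)}{W(+,-)W(-,+)}=\ln\frac{Z^+(h+\kappa)\,Z^+(h-\kappa)}{Z^-(h+\kappa)\,Z^-(h-\kappa)}=\Gamma(h+\kappa)+\Gamma(h-\kappa). \tag{13}$$

**Step 3: expose $\theta$ as a boundary influence.** This step chooses $\zeta$ so that the magnetization of $x^*$ depends on $\theta$ only. Take $\zeta=-\alpha/\beta$. With $\sigma_B\equiv\epsilon'$, the value $\sigma_{x^*}=\epsilon$ has probability proportional to $W(\epsilon,\epsilon')e^{\beta\zeta\epsilon}\propto e^{\theta\epsilon\epsilon'}$, so $\langle\sigma_{x^*}\rangle$ equals $\tanh(\theta\epsilon')$ and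
$$\langle\sigma_{x^*}\rangle^+-\langle\sigma_{x^*}\rangle^-=2\tanh\theta(\kappa).$$
With all fields zero ($\kappa=0$ and $\zeta=0$), the spin flip gives $W(\epsilon,\epsilon')=W(-\epsilon,-\epsilon')$, so $\alpha=0$ and the difference is $2\tanh\theta(0)$.

**Step 4: apply (DSS).** The fields $\kappa,\zeta$ have arbitrary signs, which (2) allows. With $v=x^*$, (2) gives $\tanh\theta(\kappa)\le\tanh\theta(0)$, so $\theta(\kappa)\le\theta(0)$. By (13), $4\theta(0)=2\Gamma(h)$, and the claim is $4\theta(\kappa)\le4\theta(0)$. $\square$

## 9. Averaging the random wall: the end of the proof of Theorem 2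

Step A is done in Section 6. We resume with $X^+$ and prove (11).

**Step B (the claim $\langle\Gamma(J\rho)\rangle_{X^+}\le\Gamma(Jm)$).** This step replaces the random wall by its mean. The system $X^+$ is a ferromagnetic Ising model in which all $+$ boundary spins and the wall field $K'\ge0$ are couplings to a ghost $\mathfrak g$ fixed to $+1$. Use its Edwards–Sokal coupling, with $E$ for the joint expectation, and put
$$a_s=1\{(s,0)\leftrightarrow\mathfrak g\},\qquad\kappa_s=\rho_s-a_s .$$
On $\{a_s=1\}$ we have $\rho_s=1$, so $\kappa_s=0$; elsewhere $\kappa_s=\rho_s$. Given $\omega$, flipping the signs of all clusters not containing $\mathfrak g$ preserves the law, so $\kappa$ and $-\kappa$ have the same conditional law. In particular $E[\kappa_s]=0$ and $E[a_s]=m_s$, so $m_s\in[0,1]$.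

*First move.* Given $\omega$ the vector $a$ is fixed. Symmetrize, then apply Lemma 2 with $h=Ja$ and perturbation $J\kappa$:
$$E[\Gamma(J\rho)\,|\,\omega]=\tfrac12E\big[\Gamma(Ja+J\kappa)+\Gamma(Ja-J\kappa)\,\big|\,\omega\big]\le\Gamma(Ja).$$
Taking expectations, $\langle\Gamma(J\rho)\rangle_{X^+}\le E\,\Gamma(Ja)$.

*Second move.* Interpolate between $a$ and its mean: for $r\in[0,1]$ let $g(r)=E\,\Gamma\big(J(ra+(1-r)m)\big)$. All fields here are in $[0,J]^S$. Differentiating a finite sum, and using $E[a_s-m_s]=0$ to recognize a covariance,
$$g'(r)=J\sum_sE\Big[(a_s-m_s)\,\partial_s\Gamma\big(J(ra+(1-r)m)\big)\Big]=J\sum_s{\rm Cov}\Big(a_s,\ \partial_s\Gamma\big(J(ra+(1-r)m)\big)\Big).$$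
Each $a_s$ is an increasing function of $\omega$. Each field $J(ra_{s'}+(1-r)m_{s'})$ is nondecreasing in $\omega$, and by Lemma 1 $\partial_s\Gamma$ is nonincreasing in each field, so the second entry of the covariance is a decreasing function of $\omega$. Positive association of the random-cluster measure gives $g'(r)\le0$. Hence $E\,\Gamma(Ja)=g(1)\le g(0)=\Gamma(Jm)$, and (11) is proved.

(*Remark.* If (2) is used with unequal couplings, joining $x^*$ to $(s,1)$ with coupling $h_s$, the proof of Lemma 2 works for every $h\in[0,\infty)^S$. Then $\Gamma$ is midpoint concave and continuous, hence concave, on the orthant, and the second move is Jensen's inequality. The argument above needs equal couplings only.)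

**Step C (passage to a constant field).** This step removes the dependence of $m_s$ on $s$ and takes $L\to\infty$. Fix $r\ge1$ and let $L\ge r$. Let $m^{(r)}$ be the magnetization at $(0,0,N)$ in the box $\{-r..r\}^2\times\{1..N+r\}$ adjacent to a wall with interaction $K'$, with $+$ boundary condition. In the heights of $\Lambda'$, layer $0$ is at height $N$. If $s+\{-r..r\}^2\subset S$, the horizontal translate of this box by $s$ lies in $\Lambda'=S\times\{1..L+N\}$, and FKG gives $m_s\le m^{(r)}$. The number of other $s$ is
$$(2L+1)^2-(2L+1-2r)^2\le4r(2L+1).$$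
Compare $\Gamma(Jm)$ with $\Gamma(Jm^{(r)}\mathbf 1)$, using $0\le\partial_s\Gamma\le2\beta$ from (6). On the good sites, raising the field to $Jm^{(r)}$ does not decrease $\Gamma$. On the others the field exceeds $Jm^{(r)}$ by at most $J$, since $m_s\le1$ and $m^{(r)}\ge0$. So
$$\Gamma(Jm)\le\Gamma(Jm^{(r)}\mathbf 1)+8\beta Jr(2L+1).\tag{14}$$
From (9), (11) and (14),
$$-\ln\frac{Z_X^-}{Z_X^+}\le\langle\Gamma(J\rho)\rangle_{X^+}\le\Gamma(Jm)\le\Gamma(Jm^{(r)}\mathbf 1)+8\beta Jr(2L+1).$$
Divide by $\beta|S|$ and let $L\to\infty$. By (10) on the left and (4) on the right, $\Delta\tau(\beta,K')\le\Delta\tau(\beta,Jm^{(r)})$. Now let $r\to\infty$. By FKG $m^{(r)}$ decreases, and its limit is $m_N(\beta,K')$. Since $\Delta\tau(\beta,\cdot)$ is continuous on $[0,\infty)$, (7) follows. $\square$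

With Section 5, this also completes the proof of Theorem 1.

## 10. A lower bound, self-consistency, and optimality of the constant

**Theorem 3.** For all $\beta>\beta_c$:

1. With $m_1(\beta,0)$ the $+$ surface magnetization for $K=0$,
$$0<\frac{\tau^{+-}(\beta)}{2\,m_1(\beta,0)}\le K_w(\beta)\le J\,m^*(\beta)<J .$$
So for *every* $\beta>\beta_c$ there is partial wetting for small $K>0$ and complete wetting for some $K<J$.
2. $\tau^{+-}(\beta)\le2J\,m^*(\beta)\,m_1(\beta,0)$.
3. $K_w(\beta)\le J\,m_N(\beta,K')$ for every $K'\ge K_w(\beta)$ and $N\ge1$. Moreover, if $0\le K'<K_w(\beta)$, then $J\,m_N(\beta,K')\ge K'$ for every $N\ge 1$: in the partial wetting regime the $+$ phase has magnetization at least $K'/J$ at all heights.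
4. The constant in $K_w\le Jm^*$ is optimal: $K_w(\beta)/(Jm^*(\beta))\to1$ as $\beta\to\infty$, so $J$ cannot be replaced by $cJ$ with $c<1$, uniformly in $\beta>\beta_c$.

*Proof.* **Part 1: the tangent at zero.** The aim is an upper bound on $\Delta\tau$ linear in $K$; it is the counterpart of the chord in Section 4. By Lemma 1, $\partial_s\Gamma(k\mathbf1)\le\partial_s\Gamma(0)$ for $k\ge0$, so for $K\ge0$
$$\Gamma(K\mathbf 1)=\int_0^K\sum_s\partial_s\Gamma(k\mathbf 1)\,dk\le K\sum_s\partial_s\Gamma(0)=2\beta K\sum_s\langle\sigma_{(s,1)}\rangle^+_{h=0}.$$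
The last equality is (6), since $\langle\sigma_{(s,1)}\rangle^-_0=-\langle\sigma_{(s,1)}\rangle^+_0$ by spin flip. Fix $r\ge 1$ and $L\ge r+1$. As in Step C, for all but at most $4r(2L+1)$ sites $s$ the last magnetization is at most the one at $(0,0,1)$ in $\{-r..r\}^2\times\{1..1+r\}$ with $K=0$ and $+$ boundary condition; at the remaining sites it is at most $1$. Divide by $\beta|S|$, let $L\to\infty$, then $r\to\infty$:
$$\Delta\tau(\beta,K)\le2K\,m_1(\beta,0).$$
At $K=K_w$ this reads
$$\tau^{+-}(\beta)\le2K_w(\beta)\,m_1(\beta,0). \tag{15}$$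
By J. L. Lebowitz, C.-E. Pfister, Phys. Rev. Lett. 46 (1981) 1031, $\tau^{+-}(\beta)>0$ for $\beta>\beta_c$. So (15) forces $m_1(\beta,0)>0$ and $K_w(\beta)>0$, and gives the lower bound. The upper bound is Theorem 1, and $m^*\le\tanh6\beta J<1$ by Section 2. The statement about partial and complete wetting follows, because complete wetting holds exactly for $K\ge K_w(\beta)$ and $0<K_w(\beta)<J$.

**Part 2.** Insert $K_w\le Jm^*$ in (15).

**Part 3: reading (7) for general $K'$.** If $K'\ge K_w$, then by Theorem 2 and (F1)
$$\tau^{+-}=\Delta\tau(\beta,K')\le\Delta\tau\big(\beta,Jm_N(\beta,K')\big)\le\tau^{+-},$$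
so $Jm_N(\beta,K')\ge K_w$. Now let $K'<K_w$. The function $\Delta\tau(\beta,\cdot)$ is concave and nondecreasing and first reaches its maximum at $K_w$. It is therefore strictly increasing on $[0,K_w]$: if it took equal values at two points $k_1<k_2\le K_w$, it would be constant on $[k_1,k_2]$, hence by concavity nonincreasing beyond $k_1$, and it would reach its maximum already at $k_1<K_w$. If we had $Jm_N(\beta,K')<K'$, strict monotonicity would give $\Delta\tau(\beta,Jm_N(\beta,K'))<\Delta\tau(\beta,K')$, against (7). So $Jm_N(\beta,K')\ge K'$.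

**Part 4: low temperatures.** For large $\beta$, (F4) with $K=J-c_2/\beta$ gives partial wetting there, so $K_w(\beta)\ge J-c_2/\beta$. On the other side $K_w\le Jm^*\le J$. Therefore
$$1-\frac{c_2}{\beta J}\le\frac{K_w(\beta)}{J}\le\frac{K_w(\beta)}{Jm^*(\beta)}\le1,$$
and the ratio tends to $1$. A bound $K_w(\beta)\le cJm^*(\beta)$ for all $\beta>\beta_c$ with $c<1$ would keep it at most $c$, a contradiction. $\square$
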